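# Orthonormal bases that a controlled unitary keeps orthonormal

## 1. Maximally entangled states and controlled unitaries

Throughout, $d\ge 2$, $\mathcal A=\mathbb C^d$, and $\langle x|y\rangle$ is linear in the second argument. The standard basis of the first tensor factor is written $|1\rangle,\dots,|n\rangle$.

**Definition (reduced states).** A unit vector in $\mathbb C^n\otimes\mathbb C^d$ can be written uniquely as $\Phi=\sum_{i=1}^n|i\rangle\otimes\varphi_i$ with $\varphi_i\in\mathbb C^d$. Its reduced states are the partial traces of $|\Phi\rangle\langle\Phi|=\sum_{i,k}|i\rangle\langle k|\otimes|\varphi_i\rangle\langle\varphi_k|$, namely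
$$\rho_{\mathbb C^n}=\sum_{i,k}\langle\varphi_k|\varphi_i\rangle\,|i\rangle\langle k|,\qquad \rho_{\mathbb C^d}=\sum_i|\varphi_i\rangle\langle\varphi_i|.\tag{1}$$

**Definition (maximally entangled).** $\Phi$ is maximally entangled if its reduced state on a factor of smallest dimension is maximally mixed, that is, $I/n$ if $n\le d$, and $I/d$ if $n\ge d$.

For $n=d$ the two requirements agree. Let $B$ be the $d\times d$ matrix with columns $\varphi_i$. The first requirement says $B^*B=I/d$, the second says $BB^*=I/d$, and for square matrices these are equivalent. In that case (1) says that $\Phi$ is maximally entangled exactly when $\Phi=d^{-1/2}\sum_i|i\rangle\otimes\psi_i$ with $\{\psi_i\}$ an orthonormal basis.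

**Definition (controlled unitary).** Given unitaries $U_1,\dots,U_n$ on $\mathbb C^d$, the controlled unitary is $\sum_i|i\rangle\langle i|\otimes U_i$. It maps $\sum_i|i\rangle\otimes\varphi_i$ to $\sum_i|i\rangle\otimes U_i\varphi_i$.

**Example.** Let $n=d=2$, $U_1=I$, and $U_2=X$, the swap of $e_1$ and $e_2$. The maximally entangled state $2^{-1/2}(|1\rangle\otimes e_1+|2\rangle\otimes e_2)$ is sent to $2^{-1/2}(|1\rangle+|2\rangle)\otimes e_1$, a product vector. If instead $\psi_1=(e_1-e_2)/\sqrt2$ and $\psi_2=(e_1+e_2)/\sqrt2$, then $X\psi_2=\psi_2$, and the state $2^{-1/2}(|1\rangle\otimes\psi_1+|2\rangle\otimes\psi_2)$ is fixed.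

## 2. Flag manifolds, zeros of vector fields, quaternions

**Definition (flag manifold).** Let $T\subset U(d)$ be the group of diagonal unitaries, and let $M=U(d)/T=\{[V]=VT\}$. If $V$ has columns $\psi_1,\dots,\psi_d$ and $t=\mathrm{diag}(t_1,\dots,t_d)$, then $Vt$ has columns $t_i\psi_i$. So a point of $M$ is an ordered orthonormal basis, each vector taken up to a phase. As the quotient of a compact Lie group by a closed subgroup, $M$ is a compact manifold without boundary, of real dimension $d^2-d$. The projection $U(d)\to M$ is a smooth submersion and has smooth local sections.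

**Example.** For $d=2$ the line $\mathbb C\psi_1$ determines the line $\mathbb C\psi_2$, so $M$ is the projective line $\mathbb{CP}^1$, a $2$-sphere.

**Definition (tangent coordinates).** Let $\mathfrak u(d)$ be the skew-Hermitian matrices, $\mathfrak t$ the diagonal ones, and $\mathfrak m$ those with zero diagonal, so $\mathfrak u(d)=\mathfrak t\oplus\mathfrak m$. The entries above the diagonal determine a matrix in $\mathfrak m$, so $Z\mapsto(Z_{ij})_{i<j}$ identifies $\mathfrak m$ with $\bigoplus_{i<j}\mathbb C$. For $V\in U(d)$ put
$$\theta_V:\mathfrak m\to T_{[V]}M,\qquad\theta_V(Z)=\frac{d}{ds}\Big|_{s=0}[Ve^{sZ}].\tag{2}$$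

The map $\theta_V$ is a linear isomorphism. Indeed, it is the differential at $V$ of $U(d)\to M$, restricted to $V\mathfrak m$. That differential is onto, its kernel is the tangent space $V\mathfrak t$ of the fiber $VT$, and $V\mathfrak m$ is a complement of $V\mathfrak t$ in $V\mathfrak u(d)$. Consequently $\kappa(Y)=[Ve^Y]$, for $Y\in\mathfrak m$ near $0$, is a chart of $M$ around $[V]$, because its differential at $0$ is $\theta_V$.

**Example.** For $d=2$, $\mathfrak m$ consists of the matrices $\begin{pmatrix}0&z\\-\bar z&0\end{pmatrix}$, and $z\in\mathbb C$ is the tangent coordinate on the sphere.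

**Definition (linearization, nondegenerate zero, index).** Let $p$ be a zero of a smooth vector field $X$ on a manifold. In a chart, $X$ is a map $\mathbb R^N\to\mathbb R^N$, and its derivative at $p$ is a linear map $T_pM\to T_pM$, the linearization. It does not depend on the chart: under a change of coordinates $\varphi$ we have $\tilde X(\varphi(x))=D\varphi(x)X(x)$, and differentiating at the zero gives $D\tilde X\,D\varphi=D\varphi\,DX$, since the term with $D^2\varphi$ is multiplied by $X(p)=0$. The zero is nondegenerate if the linearization is invertible. Its index is then the sign $\pm1$ of the (real) determinant.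

By the inverse function theorem, nondegenerate zeros are isolated. If all zeros are nondegenerate and the manifold is compact, there are only finitely many, since infinitely many would accumulate at a zero that is not isolated.

**Poincaré–Hopf theorem.** On a compact manifold without boundary, the indices of a smooth vector field whose zeros are all nondegenerate add up to the Euler characteristic $\chi$. In particular, a smooth field without zeros forces $\chi=0$.

**Example.** The field $(-x_2,x_1,0)$ on $S^2$ vanishes at the two poles. In the coordinates $(x_1,x_2)$ near either pole its linearization is $\begin{pmatrix}0&-1\\1&0\end{pmatrix}$, of determinant $1$. The indices sum to $2=\chi(S^2)$.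

**Definition (regular value, full measure).** Let $p:\mathcal Z\to\mathcal U$ be a smooth map of manifolds. A point of $\mathcal Z$ is critical if $dp$ is not onto there. A point of $\mathcal U$ is a regular value if no critical point lies over it. A set has full measure if its complement has measure zero in every chart. Sard's theorem says that the regular values have full measure.

**Example.** For $p(x)=x^2$ on $\mathbb R$ the only critical point is $0$, and the regular values are $\mathbb R\setminus\{0\}$.

**Definition (quaternionic inner product).** View $\mathbb H^d$ as a right $\mathbb H$-space with $\langle x,y\rangle=\sum_k\bar x_ky_k$, so that $\langle xp,yq\rangle=\bar p\langle x,y\rangle q$ and $\overline{\langle x,y\rangle}=\langle y,x\rangle$. Linear operators are left multiplications by quaternionic matrices. The compact Lie group $Sp(d)$ consists of the matrices $V$ with $V^*V=I$, whose columns are exactly the orthonormal bases of $\mathbb H^d$. Its Lie algebra is the space of skew-Hermitian quaternionic matrices.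

**Example.** For $d=1$, $Sp(1)$ is the group of unit quaternions. Left multiplication by $\mathbf i$ on $\mathbb H$ satisfies $\mathbf iq=q(q^{-1}\mathbf iq)$. So every $q\ne0$ is an eigenvector, with an eigenvalue that changes with $q$. Only a real eigenvalue $\lambda$ is insensitive to this, since $q^{-1}\lambda q=\lambda$.

## 3. A conjecture on controlled unitaries and four theorems

The question comes from Seok Hyung Lie and M. S. Kim, "Quantum operations with the time axis in a superposed direction", arXiv:2306.02755 (2023). In plain words: a different rotation is applied to each vector of an orthonormal basis. Can the basis always be chosen so that the rotated vectors are again orthonormal?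

**Conjecture (UBB-CU).** For every set of $d$ unitary operators $\{U_i\}_{i=1}^d$ on $\mathcal A$ there is an orthonormal basis $\{\psi_i\}_{i=1}^d$ of $\mathcal A$ such that $\{U_i\psi_i\}_{i=1}^d$ is also an orthonormal basis of $\mathcal A$.

By Section 1, the maximally entangled vectors of $\mathbb C^d\otimes\mathcal A$ are the vectors $d^{-1/2}\sum_i|i\rangle\otimes\psi_i$ with $\{\psi_i\}$ orthonormal, and the image of such a vector is $d^{-1/2}\sum_i|i\rangle\otimes U_i\psi_i$. So the conjecture says, equivalently, that every controlled unitary on $\mathbb C^d\otimes\mathcal A$ maps at least one maximally entangled state to a maximally entangled state.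

Since $\|U_i\psi_i\|=1$ automatically, and since orthogonality of $x,y$ is symmetric, what we need is
$$\langle U_i\psi_i|U_j\psi_j\rangle=\langle\psi_i|U_i^*U_j|\psi_j\rangle=0\qquad(1\le i<j\le d).\tag{3}$$

The conjecture is true. The notes prove the following four statements.

**Theorem 1.** For every family of linear operators $A_{ij}$ on $\mathbb C^d$, $1\le i<j\le d$, there is an orthonormal basis $\psi_1,\dots,\psi_d$ with $\langle\psi_i|A_{ij}|\psi_j\rangle=0$ for all $i<j$.

**Theorem 2 (UBB-CU holds).** For all unitaries $U_1,\dots,U_d$ on $\mathcal A$ there is an orthonormal basis $\{\psi_i\}$ such that $\{U_i\psi_i\}$ is an orthonormal basis.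

**Theorem 3 (sharp count).** For $U=(U_1,\dots,U_d)\in U(d)^d$ let $S(U)\subset M$ be the set of $[V]$ solving Theorem 2. There is an open set of full measure in $U(d)^d$ on which $S(U)$ is finite, has at least $d!$ elements, and $|S(U)|\equiv d!\pmod 2$. The bound $d!$ is optimal: $|S(U)|=d!$ on a nonempty open set of tuples.

**Theorem 4 (extensions and limits).** (a) Every controlled unitary $\sum_{i=1}^n|i\rangle\langle i|\otimes U_i$ on $\mathbb C^n\otimes\mathbb C^d$, for any $n\ge1$, maps some maximally entangled state to a maximally entangled state. (b) Theorems 1 and 2 hold over the quaternions. (c) Over the reals Theorem 2 fails for every $d\ge2$.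

## 4. Two dimensions, commuting unitaries, and a real rotation

Take $d=2$ and put $W=U_1^*U_2$. The single condition in (3) is $\langle\psi_1|W\psi_2\rangle=0$. Since $\psi_1^\perp=\mathbb C\psi_2$, it says $W\psi_2\in\mathbb C\psi_2$, so $\psi_2$ must be an eigenvector of $W$. Hence solutions exist. Up to phases there are exactly $2=2!$ of them if $W$ is not scalar, and all of $M$ solves the problem if $W$ is scalar.

Run the same computation in $\mathbb R^2$. Let $U_1=I$ and let $U_2$ be the rotation by an angle $\alpha\notin\pi\mathbb Z$. The condition is again that $\psi_2$ be an eigenvector of $U_2$, now a real one, and there is none. So the real statement is already false for $d=2$.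

For general $d$ two cases are immediate. If all $U_i$ commute, a common orthonormal eigenbasis gives $U_i\psi_i=\lambda_i\psi_i$ with $|\lambda_i|=1$, and we are done. If $U_1=\dots=U_{d-1}=I$ and $U_d=W$, condition (3) says that $W\psi_d$ is orthogonal to $\psi_1,\dots,\psi_{d-1}$, so we need $\psi_d$ to be an eigenvector of $W$, and the other vectors are arbitrary.

Now count. A point of $M$ has $d^2-d$ real parameters, and (3) consists of $d(d-1)/2$ complex equations, that is, $d^2-d$ real ones. The numbers agree, but they also agree over the reals, with $d(d-1)/2$ on both sides, where the statement is false. Any proof must use something that tells $\mathbb C$ from $\mathbb R$.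

## 5. Schur's induction and the clock and shift matrices

The eigenvector in the cases above suggests choosing the vectors one at a time. If all $A_{ij}$ in Theorem 1 are equal to one operator $A$, this works, and it is Schur triangularization. Choose $\psi_d$ to be a unit eigenvector of $A$, so that $\langle\psi_i|A\psi_d\rangle=0$ for every $\psi_i\perp\psi_d$. The remaining conditions involve only vectors of $\psi_d^\perp$, and there $A$ may be replaced by its compression to $\psi_d^\perp$. Then induct on the dimension.

With different $A_{ij}$, the same first step asks for $\psi_d$ to be an eigenvector of all of $A_{1d},\dots,A_{d-1,d}$ at once. This is the point where the induction stops: there may be no common eigenvector, and then the choice of $\psi_d$ restricts the later vectors.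

For a concrete case let $d=3$, with basis $e_0,e_1,e_2$ indexed modulo $3$, $\omega=e^{2\pi i/3}$, $Xe_k=e_{k+1}$, $Ze_k=\omega^ke_k$, and $U_1=I$, $U_2=X$, $U_3=Z$. The conditions are
$$\langle\psi_1|X\psi_2\rangle=0,\qquad\langle\psi_1|Z\psi_3\rangle=0,\qquad\langle X\psi_2|Z\psi_3\rangle=0,\tag{4}$$
so $A_{13}=Z$ and $A_{23}=X^*Z$. The eigenvectors of $Z$ are the multiples of $e_0,e_1,e_2$, and $X^*Ze_k=\omega^ke_{k-1}$, so there is no common eigenvector. Suppose we settle for an eigenvector of $A_{13}$, say $\psi_3=e_k$. The second condition in (4) then holds for every $\psi_1\perp\psi_3$. The third says $X\psi_2\perp e_k$, i.e. $\psi_2\perp e_{k-1}$. Together with $\psi_2\perp e_k$ this forces $\psi_2=e_{k+1}$ up to a phase, hence $\psi_1=e_{k+2}$ up to a phase. But $X\psi_2$ is then a multiple of $e_{k+2}$ and the first condition fails. Every start of this kind is a dead end.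

A solution does exist:
$$\psi_1=\tfrac1{\sqrt3}(\omega,1,1),\qquad\psi_2=\tfrac1{\sqrt3}(1,\omega,1),\qquad\psi_3=\tfrac1{\sqrt3}(1,1,\omega).$$
Each pairwise inner product is $(1+\omega+\bar\omega)/3=0$. Since $X$ shifts the coordinates, $X\psi_2=\psi_3$. Also $Z\psi_3=\tfrac1{\sqrt3}(1,\omega,\omega^3)=\psi_2$. So the vectors $U_i\psi_i$ are $\psi_1,\psi_3,\psi_2$. Here $\psi_3$ is an eigenvector neither of $A_{13}$ nor of $A_{23}$: $Z\psi_3=\psi_2$ and $X^*Z\psi_3=X^*\psi_2=\tfrac1{\sqrt3}(\omega,1,1)=\psi_1$, both orthogonal to $\psi_3$.

For general $A_{ij}$ and $d=3$ we can see what $\psi_3$ has to satisfy. Let $u_i$ be the component of $A_{i3}\psi_3$ orthogonal to $\psi_3$, and suppose $u_1,u_2\ne0$. In the plane $\psi_3^\perp$ the vectors $\psi_1\perp u_1$ and $\psi_2\perp u_2$ are then determined up to phases. They are orthogonal to each other exactly when $\langle u_1|u_2\rangle=0$, in which case $\psi_1$ is proportional to $u_2$ and $\psi_2$ to $u_1$, and the last condition is $\langle u_2|A_{12}u_1\rangle=0$. The first of these two equations reads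
$$\langle A_{13}\psi_3|A_{23}\psi_3\rangle=\overline{\langle\psi_3|A_{13}\psi_3\rangle}\,\langle\psi_3|A_{23}\psi_3\rangle .$$
It involves both $\psi_3$ and its complex conjugate, so it is not a polynomial equation in $\psi_3$ alone, and the existence of complex roots or eigenvectors does not apply. All the vectors must be found at once.

## 6. The off-diagonal Gram matrix as a vector field

The way past this point starts from the count in Section 4. There are as many equations as there are dimensions in $M$, so the left sides of the equations at a point $[V]$ might form a tangent vector at $[V]$. What has to be checked is the behavior under phases. Replacing $\psi_i$ by $t_i\psi_i$ multiplies $\langle\psi_i|A_{ij}|\psi_j\rangle$ by $\bar t_it_j$. The coordinates of a fixed tangent vector turn out to change in exactly the same way. A solution is then a zero of a vector field on $M$, and the Euler characteristic can force one.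

**Step 1: an equivariant matrix function is a vector field.** The purpose of this step is to turn functions on $U(d)$ into fields on $M$. First compare the coordinates $\theta_V$ and $\theta_{Vt}$ at the same point $[V]=[Vt]$. For $t\in T$ and $Z\in\mathfrak m$,
$$[Vte^{sZ}]=[Ve^{s\,tZt^{-1}}t]=[Ve^{s\,tZt^{-1}}],\qquad\text{so}\qquad\theta_{Vt}(Z)=\theta_V(tZt^{-1}).\tag{5}$$
Note that $tZt^{-1}$ is again in $\mathfrak m$, as its entries are $t_iZ_{ij}\bar t_j$. Now let $F:U(d)\to\mathfrak m$ be continuous with
$$F(Vt)=t^{-1}F(V)t\qquad(t\in T).\tag{6}$$
By (5), $\theta_{Vt}(F(Vt))=\theta_V(t\,t^{-1}F(V)t\,t^{-1})=\theta_V(F(V))$. Hence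
$$X_F([V])=\theta_V(F(V))\in T_{[V]}M$$
depends only on $[V]$. It is a continuous vector field, smooth if $F$ is, since locally we may let $V$ run through a smooth section of $U(d)\to M$. As $\theta_V$ is an isomorphism, $X_F([V])=0$ if and only if $F(V)=0$.

**Step 2: the linearization in these coordinates.** We need to read off indices directly from $F$. Let $F$ be smooth and $\kappa(Y)=[Ve^Y]$ the chart around $[V]$. In this chart the field $X_F$ is
$$Y\mapsto B(Y)F(Ve^Y),\qquad B(Y)=(d\kappa_Y)^{-1}\theta_{Ve^Y}:\mathfrak m\to\mathfrak m,\tag{7}$$
where $B(Y)$ is invertible, depends smoothly on $Y$, and $B(0)=\mathrm{id}$. At a zero $Y_0$ of $Y\mapsto F(Ve^Y)$ the product rule leaves only $B(Y_0)$ times the derivative of $F(Ve^Y)$ at $Y_0$, because the term with the derivative of $B$ is multiplied by $0$. So the zero is nondegenerate if and only if $Y\mapsto F(Ve^Y)$ has invertible derivative at $Y_0$. At $Y_0=0$ the linearization, under $\theta_V$, is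
$$\mathfrak m\to\mathfrak m,\qquad Y\mapsto\frac{d}{ds}\Big|_{s=0}F(Ve^{sY}).\tag{8}$$

**Step 3: the Euler characteristic of $M$.** To use Poincaré–Hopf we need $\chi(M)$, and we compute it from one field whose zeros we know.

**Lemma 5.** $\chi(M)=d!$.

Let $H=\mathrm{diag}(h_1,\dots,h_d)$ with distinct real $h_k$, and let $F^H(V)\in\mathfrak m$ have the entries $F^H(V)_{ij}=(V^*HV)_{ij}$ for $i<j$, the entries below the diagonal being determined by skew-Hermiticity. Since $(t^{-1}V^*HVt)_{ij}=\bar t_it_j(V^*HV)_{ij}$, and since conjugation by $t$ preserves skew-Hermiticity, (6) holds. Clearly $F^H$ is smooth.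

The zeros: $F^H(V)=0$ means that all entries of $V^*HV$ above the diagonal vanish. This matrix is Hermitian, so it is then diagonal, which means that every $\psi_i$ is an eigenvector of $H$. The eigenlines of $H$ are the coordinate lines, so the zeros are the $d!$ orderings of the standard basis.

The indices: at the zero belonging to a permutation $\sigma$ we have $V^*HV=D=\mathrm{diag}(h_{\sigma(1)},\dots,h_{\sigma(d)})$. Replacing $V$ by $Ve^{sY}$ gives $e^{-sY}De^{sY}=D+s[D,Y]+O(s^2)$, and $[D,Y]_{ij}=(h_{\sigma(i)}-h_{\sigma(j)})Y_{ij}$. By (8) the linearization is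
$$Y_{ij}\mapsto(h_{\sigma(i)}-h_{\sigma(j)})Y_{ij}\qquad(i<j).$$
Multiplication by a real number $c$ on $\mathbb C=\mathbb R^2$ has determinant $c^2$. So the determinant is $\prod_{i<j}(h_{\sigma(i)}-h_{\sigma(j)})^2>0$, and each zero is nondegenerate with index $+1$. By Poincaré–Hopf, $\chi(M)=d!$. $\square$

For $d=2$ this is $\chi(S^2)=2$.

**Step 4: every equivariant $F$ has a zero.** This step transfers the conclusion from $F^H$ to arbitrary $F$.

**Corollary 6.** Every continuous $F:U(d)\to\mathfrak m$ satisfying (6) has a zero.

Suppose $F$ has no zero. Then $X_F$ is a continuous field without zeros on $M$. Fix a Riemannian metric on $M$. By compactness $|X_F|\ge\delta$ for some $\delta>0$. A continuous field can be approximated uniformly by smooth ones (smooth in charts and glue with a partition of unity), so there is a smooth field within $\delta/2$ of $X_F$, and it has no zeros. Poincaré–Hopf then gives $\chi(M)=0$, contradicting Lemma 5. $\square$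

**Step 5: proof of Theorem 1.** We insert the given operators. For $V$ with columns $\psi_i$ define $F(V)\in\mathfrak m$ by
$$F(V)_{ij}=\langle\psi_i|A_{ij}|\psi_j\rangle,\qquad F(V)_{ji}=-\overline{F(V)_{ij}}\qquad(i<j).\tag{9}$$
Replacing $V$ by $Vt$ changes $F(V)_{ij}$ into $\bar t_it_jF(V)_{ij}=(t^{-1}F(V)t)_{ij}$ for $i<j$, and the entries below the diagonal follow by skew-Hermiticity. So (6) holds, and Corollary 6 gives $V$ with $F(V)=0$. Its columns are the required basis. $\square$

**Step 6: proof of Theorem 2.** Apply Theorem 1 with $A_{ij}=U_i^*U_j$. The resulting basis satisfies (3), and by complex conjugation $\langle U_i\psi_i|U_j\psi_j\rangle=0$ for all $i\ne j$. The $U_i\psi_i$ are $d$ orthonormal vectors in $\mathbb C^d$, so they form an orthonormal basis. $\square$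

This proves the conjecture.

## 7. How many solutions: transversality and the value $d!$

Write $\mathcal U=U(d)^d$. For $U\in\mathcal U$ let $F_U$ be the map (9) with $A_{ij}=U_i^*U_j$, and let $X_U=X_{F_U}$. It is smooth, also jointly in $U$, and $S(U)$ is its zero set.

**Step 1: the bound when all zeros are nondegenerate.** Suppose this holds for $U$. By Section 2 the set $S(U)$ is finite. Let $n_+$ and $n_-$ be the numbers of zeros of index $+1$ and $-1$. Poincaré–Hopf and Lemma 5 give $n_+-n_-=d!$. Hence $|S(U)|=n_++n_-=d!+2n_-$, so $|S(U)|\ge d!$ and $|S(U)|\equiv d!\pmod2$.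

**Step 2: varying $U$ moves the Gram matrix in every direction.** This is what will make degenerate zeros rare. Let $X_U([V])=0$. Then the vectors $w_j=U_j\psi_j$ form an orthonormal basis. Given arbitrary $c_{ij}\in\mathbb C$ for $i<j$, put
$$L_j=\sum_{i<j}\big(c_{ij}|w_i\rangle\langle w_j|-\bar c_{ij}|w_j\rangle\langle w_i|\big).$$
Each summand is skew-Hermitian, so $e^{sL_j}$ is unitary. Orthonormality of the $w$'s gives $L_jw_j=\sum_{i<j}c_{ij}w_i$. Move all $U_j$ simultaneously to $e^{sL_j}U_j$ and keep $V$ fixed. The derivative of $F_U(V)_{ij}=\langle U_i\psi_i|U_j\psi_j\rangle$ at $s=0$ is, for $i<j$,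
$$\langle w_i|L_jw_j\rangle+\langle L_iw_i|w_j\rangle=c_{ij}+\sum_{k<i}\bar c_{ki}\langle w_k|w_j\rangle=c_{ij},$$
because $k<i<j$ makes $w_k\perp w_j$. So at a zero the derivative of $F_U(V)$ in $U$ is onto $\mathfrak m$.

**Step 3: the solution manifold.** We now collect all solutions for all $U$ in one manifold. Let
$$\mathcal Z=\{(U,[V])\in\mathcal U\times M:\ X_U([V])=0\}.$$
Near a point $(U_0,[V_0])$ of $\mathcal Z$ it is the zero set of $\Phi(U,Y)=F_U(V_0e^Y)$, with $Y$ the chart coordinate. By Step 2, $D_U\Phi$ is onto $\mathfrak m$ at $(U_0,0)$. So the implicit function theorem makes $\mathcal Z$ a submanifold of codimension $\dim\mathfrak m=\dim M$, and hence $\dim\mathcal Z=\dim\mathcal U$. It is closed in the compact space $\mathcal U\times M$, hence compact.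

**Step 4: regular values of the projection.** Here we identify the good $U$; it is the standard parametric transversality argument (e.g. Guillemin–Pollack, *Differential Topology*, §2.3). Let $p:\mathcal Z\to\mathcal U$ be the projection. At $(U_0,[V_0])$, in the notation of Step 3, the tangent space of $\mathcal Z$ is
$$\{(u,Y):\ D_U\Phi\,u+D_Y\Phi\,Y=0\},\qquad dp(u,Y)=u .$$
The kernel of $dp$ is therefore $\{(0,Y):D_Y\Phi\,Y=0\}$. By (8), $D_Y\Phi$ is the linearization of $X_{U_0}$ at $[V_0]$. Since $\mathcal Z$ and $\mathcal U$ have the same dimension, $dp$ is onto if and only if it is injective, i.e. if and only if the linearization is injective, i.e. if and only if $[V_0]$ is a nondegenerate zero. Thus $U$ is a regular value of $p$ exactly when all zeros of $X_U$ are nondegenerate.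

By Sard's theorem such $U$ have full measure. The critical points of $p$ form a closed subset of the compact $\mathcal Z$, so their image is compact, and its complement, the set of regular values, is open. With Step 1 this proves the first part of Theorem 3.

**Step 5: the number of zeros is locally constant.** This prepares the sharpness proof, where it is used twice.

**Lemma 7.** Let $P$ be a manifold and $f:P\times U(d)\to\mathfrak m$ smooth, with $f(p,\cdot)$ satisfying (6) for every $p$. If the field of $f(p_0,\cdot)$ has exactly $N$ zeros and all are nondegenerate, then the same holds for all $p$ near $p_0$.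

Let $[V_1],\dots,[V_N]$ be the zeros for $p_0$ and put $\Psi_k(p,Y)=f(p,V_ke^Y)$. By Step 2 of Section 6, $D_Y\Psi_k$ is invertible at $(p_0,0)$, hence also nearby. The implicit function theorem gives an open neighborhood $B_k$ of $0$ in $\mathfrak m$ such that for $p$ near $p_0$ there is exactly one zero of $\Psi_k(p,\cdot)$ in $B_k$, with $D_Y\Psi_k$ invertible there. Again by Section 6, the corresponding zero on $M$ is nondegenerate. We take the $B_k$ so small that the open sets $O_k=\{[V_ke^Y]:Y\in B_k\}$ lie in charts and are disjoint. The rest, $K=M\setminus\bigcup_kO_k$, is compact. The Frobenius norm $\|f(p,V)\|$ depends only on $p$ and $[V]$, since conjugation by $t$ preserves it. On $K$ the continuous function $\|f(p_0,\cdot)\|$ has a positive minimum, so for $p$ near $p_0$ the function $\|f(p,\cdot)\|$ has no zero on $K$. Altogether there are exactly $N$ zeros, all nondegenerate. $\square$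

**Step 6: tuples with exactly $d!$ solutions.** Let $H$ be Hermitian with simple spectrum, let $a_1,\dots,a_d$ be distinct reals, and put $U_j^\varepsilon=e^{i\varepsilon a_jH}$. At $\varepsilon=0$ all $U_j$ equal $I$ and every basis is a solution, so we divide by $\varepsilon$ before passing to the limit. For $i<j$ we have $\langle\psi_i|\psi_j\rangle=0$, hence for $\varepsilon\ne0$
$$G(\varepsilon,V)_{ij}:=\varepsilon^{-1}\langle\psi_i|e^{i\varepsilon(a_j-a_i)H}|\psi_j\rangle=\varepsilon^{-1}\langle\psi_i|\big(e^{i\varepsilon(a_j-a_i)H}-1\big)|\psi_j\rangle .$$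
With $b=a_j-a_i$ we have $\varepsilon^{-1}(e^{i\varepsilon bH}-1)=\sum_{k\ge1}\varepsilon^{k-1}(ibH)^k/k!$, so $G$ extends smoothly to $\varepsilon=0$, with
$$G(0,V)_{ij}=i(a_j-a_i)\langle\psi_i|H|\psi_j\rangle .$$
We complete $G$ to an element of $\mathfrak m$ by skew-Hermiticity. For each $\varepsilon$ it has the form (9), so it satisfies (6).

At $\varepsilon=0$, since $a_j\ne a_i$, the zeros are the $V$ for which $V^*HV$ is diagonal, i.e. the $d!$ ordered eigenbases of $H$. Let $h_i$ be the eigenvalue of $\psi_i$ at such a zero. As in Lemma 5, the linearization there is $Y_{ij}\mapsto i(a_j-a_i)(h_i-h_j)Y_{ij}$. All these factors are nonzero, so it is invertible.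

Lemma 7 with parameter $\varepsilon$ near $0$ shows that for all small $\varepsilon>0$ the field of $G(\varepsilon,\cdot)$ has exactly $d!$ zeros, all nondegenerate. Since $F_{U^\varepsilon}=\varepsilon\,G(\varepsilon,\cdot)$, the same is true of $X_{U^\varepsilon}$. (The eigenbases of $H$ are solutions for every $\varepsilon$, because $U_j^\varepsilon\psi_j$ is a multiple of $\psi_j$; so they are all of $S(U^\varepsilon)$ for small $\varepsilon>0$.) Fix such an $\varepsilon$ and apply Lemma 7 again, now with $P=\mathcal U$, $f(U,V)=F_U(V)$ and $p_0=U^\varepsilon$. Every $U$ in a neighborhood of $U^\varepsilon$ has $|S(U)|=d!$. This proves Theorem 3. $\square$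

## 8. Control spaces of any dimension, quaternions, and real spaces

**Proof of Theorem 4(a).** The goal is to produce the state from Theorem 2 for $d$ unitaries, whatever $n$ is.

Let $n\le d$. Extend $U_1,\dots,U_n$ arbitrarily to $d$ unitaries and take $\psi_1,\dots,\psi_n$ from the basis given by Theorem 2. Both $\{\psi_i\}_{i\le n}$ and $\{U_i\psi_i\}_{i\le n}$ are orthonormal. By (1), the vector $n^{-1/2}\sum_{i\le n}|i\rangle\otimes\psi_i$ and its image $n^{-1/2}\sum_{i\le n}|i\rangle\otimes U_i\psi_i$ both have reduced state $I/n$ on $\mathbb C^n$.

Let $n>d$. Apply Theorem 2 to $U_1,\dots,U_d$ and take $d^{-1/2}\sum_{i\le d}|i\rangle\otimes\psi_i$. By (1), its reduced state on $\mathbb C^d$ is $\frac1d\sum_{i\le d}|\psi_i\rangle\langle\psi_i|=I/d$, and that of its image is $\frac1d\sum_{i\le d}U_i|\psi_i\rangle\langle\psi_i|U_i^*=I/d$, since both families are orthonormal bases. $\square$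

**Proof of Theorem 4(b).** The precise claim is: Theorem 1 holds for quaternionic matrices $A_{ij}$ and orthonormal bases of $\mathbb H^d$, and Theorem 2 holds for $U_i\in Sp(d)$. We go through Section 6 with attention to the order of factors.

*The manifold.* Replace $U(d)$ by $Sp(d)$, $T$ by the group $Sp(1)^d$ of diagonal matrices in $Sp(d)$, and $\mathfrak m$ by the quaternionic skew-Hermitian matrices with zero diagonal, so $\mathfrak m\cong\bigoplus_{i<j}\mathbb H$. The Lie algebra of $T$ consists of the diagonal matrices with purely imaginary entries, which are exactly the diagonal skew-Hermitian ones, so it is a complement of $\mathfrak m$ and $\theta_V$ is again an isomorphism onto $T_{[V]}M$, where $M=Sp(d)/T$. The group $T$ is no longer commutative, but (5) used only $te^{sZ}=e^{s\,tZt^{-1}}t$ and $tZt^{-1}\in\mathfrak m$. The latter holds because $tZt^{-1}$ is skew-Hermitian with entries $t_iZ_{ij}t_j^{-1}$. So Steps 1 and 2 of Section 6 hold verbatim.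

*Equivariance.* With $F(V)_{ij}=\langle\psi_i,A_{ij}\psi_j\rangle$ for $i<j$, replacing $V$ by $Vt$ gives
$$\langle\psi_it_i,A_{ij}\psi_jt_j\rangle=\bar t_i\langle\psi_i,A_{ij}\psi_j\rangle t_j ,$$
and $\bar t_i=t_i^{-1}$, so this is the $(i,j)$ entry of $t^{-1}F(V)t$. Below the diagonal, $F(Vt)_{ji}=-\overline{\bar t_iF(V)_{ij}t_j}=\bar t_jF(V)_{ji}t_i$, as conjugation reverses products. So (6) holds.

*Euler characteristic.* Take $H=\mathrm{diag}(h_1,\dots,h_d)$ with distinct real $h_k$ and $F^H(V)_{ij}=(V^*HV)_{ij}$ for $i<j$. At a zero the matrix $V^*HV$ is Hermitian and diagonal. Its diagonal entries satisfy $\bar\lambda_i=\lambda_i$, so they are real, and $H\psi_i=\psi_i\lambda_i$. In coordinates, $h_k\psi_{i,k}=\psi_{i,k}\lambda_i$, and since $\lambda_i$ is real this is $(h_k-\lambda_i)\psi_{i,k}=0$. As the $h_k$ are distinct, exactly one coordinate of $\psi_i$ is nonzero, so $\psi_i\in e_{\sigma(i)}\mathbb H$. The lines being orthogonal, $\sigma$ is a permutation, and there are exactly $d!$ zeros in $M$. The linearization is $Y\mapsto[D,Y]$ off the diagonal, and as $D$ is real this is $Y_{ij}\mapsto(h_{\sigma(i)}-h_{\sigma(j)})Y_{ij}$.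 Multiplication by a real $c$ on $\mathbb H=\mathbb R^4$ has determinant $c^4$. So the determinant is $\prod_{i<j}(h_{\sigma(i)}-h_{\sigma(j)})^4>0$, all indices are $+1$, and $\chi(M)=d!\ne0$.

*Conclusion.* Corollary 6 and its proof carry over, which gives Theorem 1. For Theorem 2 take $A_{ij}=U_i^*U_j$, so that $\langle U_i\psi_i,U_j\psi_j\rangle=0$ for $i<j$, hence for $i\ne j$ by conjugation. The matrix $W$ with columns $U_i\psi_i$ satisfies $W^*W=I$, so $W\in Sp(d)$ and its columns form an orthonormal basis. $\square$

**Proof of Theorem 4(c).** For each $d\ge2$ we exhibit real orthogonal $U_1,\dots,U_d$ without a solution, by letting them approach the identity in a direction where the first-order equations cannot be solved. Let $K\ne0$ be a real skew-symmetric $d\times d$ matrix, $a_1,\dots,a_d$ distinct reals, and $U_j=e^{\varepsilon a_jK}\in SO(d)$. For a real orthonormal basis and $i<j$, using $\langle\psi_i,\psi_j\rangle=0$,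
$$\varepsilon^{-1}\langle U_i\psi_i,U_j\psi_j\rangle=\varepsilon^{-1}\langle\psi_i,\big(e^{\varepsilon(a_j-a_i)K}-1\big)\psi_j\rangle\longrightarrow(a_j-a_i)\langle\psi_i,K\psi_j\rangle\qquad(\varepsilon\to0).$$
The convergence is uniform in $V\in O(d)$, because $\varepsilon^{-1}(e^{\varepsilon bK}-1)\to bK$ in operator norm.

For every $V\in O(d)$ the matrix $V^{\mathsf T}KV$ is nonzero and skew-symmetric. Its diagonal is zero, so some entry $\langle\psi_i,K\psi_j\rangle$ with $i<j$ is nonzero. The continuous function $V\mapsto\max_{i<j}|(a_j-a_i)\langle\psi_i,K\psi_j\rangle|$ is therefore positive on the compact group $O(d)$, and has a minimum $c>0$. For all $\varepsilon>0$ so small that the error in the limit above is less than $c$ for every $V$ and all $i<j$, every real orthonormal basis has some $\langle U_i\psi_i,U_j\psi_j\rangle\ne0$. So no real orthonormal basis $\{\psi_i\}$ makes $\{U_i\psi_i\}$ orthonormal. $\square$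

One can see where the argument of Section 6 ends over $\mathbb R$. Use $O(d)$, the diagonal sign matrices $T=\{\pm1\}^d$, and $\mathfrak m$ the real skew-symmetric matrices. The field $F^H$ again has $d!$ zeros, with linearization $Y_{ij}\mapsto(h_{\sigma(i)}-h_{\sigma(j)})Y_{ij}$, but now on $\bigoplus_{i<j}\mathbb R$, where its determinant is
$$\prod_{i<j}(h_{\sigma(i)}-h_{\sigma(j)})=\mathrm{sgn}(\sigma)\prod_{i<j}(h_i-h_j).$$
The zeros are nondegenerate, and their indices sum to $\pm\sum_\sigma\mathrm{sgn}(\sigma)=0$ for $d\ge2$. So the Euler characteristic is $0$ and no zero is forced. Over $\mathbb C$ and $\mathbb H$ the same factors enter to the powers $2$ and $4$, and all signs become positive.
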